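# Speeds of the rescaled infinite bin model and of the liquid bin model

## 1. Particles in bins

Bins are indexed by $\mathbb Z$ and drawn from left to right.

**Definition 1 (infinite bin model).** A configuration puts finitely many particles in each bin, in such a way that there is a non-empty bin, the *front*, with all bins to its right empty. Let $\mu$ be a probability measure on $\mathbb Z_{>0}$ and let $(\xi_n)_{n\ge1}$ be i.i.d. with law $\mu$. Starting from an initial configuration at time $0$, at step $n\ge1$ one finds the bin that contains the $\xi_n$-th rightmost particle and adds one particle to the bin immediately to its right. How ties within a bin are broken does not matter, since only the bin is used.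

For example, suppose that the front is bin $1$ with one particle and that bin $0$ holds two particles. If $\xi_n=1$, the rightmost particle is in bin $1$, so a particle goes to bin $2$ and the front advances. If $\xi_n=2$ or $3$, the selected particle is in bin $0$, so a particle goes to bin $1$ and the front stays.

We take the following as known: the position of the front after $n$ steps, divided by $n$, tends almost surely to a constant $v_\mu\in(0,1]$, which depends only on $\mu$ and not on the initial configuration. It is the *speed*. For $\mu=\delta_m$, start with $m$ particles in each bin $k\le0$ and none elsewhere. The $m$-th rightmost particle is in bin $0$ until bin $1$ has received $m$ particles; then the picture is the initial one shifted by one bin. So $v_{\delta_m}=1/m$.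

## 2. Liquid in bins

**Definition 2 (liquid bin model).** The parameters are an integer $N\ge1$, reals $0<a_1<\dots<a_N$ and positive reals $p_1,\dots,p_N$. Each bin contains a finite volume of liquid, and there is a front: a non-empty bin with all bins to its right empty. Liquid is counted from right to left, and from bottom to top within a bin. The $i$-th cursor sits in the bin $c_i$ such that the volume below the cursor in bin $c_i$, plus the volume in all bins to the right of $c_i$, equals $a_i$. The dynamics is deterministic, in continuous time: for each $i$, liquid is added at rate $p_i$ to bin $c_i+1$. The cursors therefore move down in their bins; when a cursor reaches the bottom of a bin, it jumps to the top of the next bin to its right.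

For example, let $N=2$, $p=(\tfrac12,\tfrac12)$, $a=(1,2)$, and start with volume $2$ in each bin $k\le0$ and empty bins $k\ge1$.

- From time $0$ to $1$ both cursors are in bin $0$, and bin $1$ fills at rate $1$. At time $1$ it holds volume $1=a_1$, so cursor $1$ jumps to bin $1$.
- From time $1$ to $2$ cursor $1$ feeds bin $2$ and cursor $2$ feeds bin $1$, each at rate $\tfrac12$. At time $2$ the bins $\ge1$ hold volume $2=a_2$ together, and cursor $2$ jumps to bin $1$; the bins $\ge2$ hold $\tfrac12$.
- From time $2$ on both cursors feed bin $2$, at total rate $1$. At time $2.5$ the bins $\ge 2$ hold volume $1$ and cursor $1$ jumps to bin $2$.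

At time $2.5$ the first $a_2=2$ units of liquid are placed as at time $1$, one bin further right: at both times the front bin holds volume $1$ and the bin behind it holds at least the other unit. So the evolution repeats every $1.5$ units of time, and the front moves at speed $2/3$.

We take as known that the front of the liquid bin model has an asymptotic linear speed $v(\underline a,\underline p)>0$, in bins per unit time, which does not depend on the initial configuration. More precisely, there is a unique stationary evolution, in which the first $a_N$ units of liquid return to the same relative position shifted by one bin to the right after some period, and the dynamics converges to it exponentially fast. Below we use only the existence of the speed and its independence of the initial configuration.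

## 3. The scaling that links the two models

From now on $p_1+\dots+p_N=1$.

**Definition 3 (rescaled infinite bin model).** For $s\ge1/a_1$ put
$$\mu^{(s)}=\sum_{i=1}^Np_i\,\delta_{\lfloor sa_i\rfloor}.$$
Let $X^{(s)}=(X^{(s)}(n))_{n\ge0}$ be an infinite bin model with law $\mu^{(s)}$. The rescaled model at time $t$ is $X^{(s)}(\lfloor st\rfloor)/s$: particle counts are divided by $s$ and time is sped up by $s$. Its speed, in bins per unit of $t$, is $s\,v_{\mu^{(s)}}$.

For example, let $N=1$, so $p_1=1$, put $m=\lfloor sa_1\rfloor$, and start with $m$ particles in each bin $k\le0$. By Section 1, after $n$ steps the bins $1,2,\dots$ contain the $n$ new particles, $m$ per bin in order. After rescaling, the bins $1,2,\dots$ contain volume $\lfloor st\rfloor/s\approx t$ in portions of $m/s\approx a_1$. This is the liquid bin model with a single cursor at $a_1$.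

It is known that this holds in general over bounded times (hydrodynamic limit): if the initial configurations $X^{(s)}(0)/s$ converge to a liquid configuration $x(0)$, then the processes $X^{(s)}(\lfloor st\rfloor)/s$ converge in distribution, for the sup norm on compact time intervals, to the liquid bin model with initial configuration $x(0)$ and parameters $\underline a,\underline p$.

We can now ask: does the speed converge too? The following was stated as a conjecture in Sanjay Ramassamy and Benjamin Terlat, "Wall-crossing phenomenon for the liquid bin model", arXiv:2504.00301 (2025):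
$$\lim_{s\to\infty}s\,v_{\mu^{(s)}}=v(\underline a,\underline p).$$
We prove that this is true, with an explicit rate, and then determine the exact order of the error. The proof does not use the hydrodynamic limit.

## 4. Three cases by hand

**One cursor.** For $N=1$ we have $s\,v_{\mu^{(s)}}=s/\lfloor sa_1\rfloor$. In the liquid model a bin fills at rate $1$ up to volume $a_1$, then the cursor jumps, so $v=1/a_1$. The difference is
$$\frac{s}{\lfloor sa_1\rfloor}-\frac1{a_1}=\frac{sa_1-\lfloor sa_1\rfloor}{a_1\lfloor sa_1\rfloor}.$$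
It is nonnegative, tends to $0$ like $O(1/s)$, and is exactly of order $1/s$ along the values with $sa_1\in\mathbb Z+\frac12$. This error comes only from rounding.

**Two cursors, $m=(1,2)$.** Let $\mu=p\,\delta_1+(1-p)\delta_2$ with $0<p<1$, and start with $2$ particles in each bin $k\le0$. All bins up to the front stay non-empty, because a particle always goes to the right neighbor of a non-empty bin. If the front bin holds one particle, $\xi=1$ creates a new front with one particle, and $\xi=2$ selects a particle just behind the front, so the front bin then holds two. If the front bin holds two particles, both moves create a new front with one particle. The stationary law of this two-state chain is $\pi(1)=\frac1{2-p}$, $\pi(2)=\frac{1-p}{2-p}$, and the front advances with probability $p\,\pi(1)+\pi(2)$ per step, so $v_\mu=\frac1{2-p}$. For $p=\frac12$ this is $\frac23$, equal to the liquid speed of Section 2 for $a=(1,2)$, although $s=1$ here.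

**Two cursors, $m=(1,3)$, $p=(\frac12,\frac12)$.** Start with $3$ particles in each bin $k\le0$. Describe a configuration by the count $f$ in the front bin and the count $g$ just behind it, with states $A$: $(f,g)=(1,1)$; $B$: $f=1,g\ge2$; $C$: $f=2$; $D$: $f\ge3$. The move $\xi=1$ always advances the front, leading from $A,B$ to $A$ and from $C,D$ to $B$. The move $\xi=3$ leads from $A$ to $B$ (the third particle is two bins behind the front, so $g$ becomes $2$), from $B$ to $C$, from $C$ to $D$, and from $D$ to $B$ with an advance. The stationary weights are proportional to $A:B:C:D=4:4:2:1$, and the front advances with probability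
$$v_\mu=\tfrac1{11}\big(\tfrac12\cdot4+\tfrac12\cdot4+\tfrac12\cdot2+1\big)=\tfrac6{11}.$$
The liquid model with $a=(1,3)$, started with volume $3$ in each bin $k\le0$: bin $1$ fills at rate $1$; cursor $1$ enters it at time $1$. From then on the bins $\ge1$ gain $1$ per unit time and bin $2$ gains $\frac12$. At time $3$ the bins $\ge1$ hold $3$ and the bins $\ge2$ hold $1$, so *both* cursors jump at once. The same happens at times $5,7,\dots$. So the liquid speed is $\frac12$, strictly less than $\frac6{11}$. The simultaneous jump of the two cursors will turn out to be what produces the largest errors.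

## 5. What convergence on compact time intervals leaves open

The approach to try first is to read the speed off the hydrodynamic limit. Let $F^{(s)}(n)$ be the front position at step $n$. Then
$$s\,v_{\mu^{(s)}}=\lim_{t\to\infty}\frac{F^{(s)}(\lfloor st\rfloor)}t ,$$
with $s$ fixed while $t\to\infty$, and only afterwards $s\to\infty$. The hydrodynamic limit fixes a horizon $t_0$ and lets $s\to\infty$ on $[0,t_0]$. It says nothing about times that grow with $s$. This order of limits matters: the functions $f_s(t)=t+(t-s)^+$ equal $t$ on $[0,t_0]$ as soon as $s\ge t_0$, so they converge to $t$ uniformly on compact intervals, yet each has asymptotic speed $2$, not $1$.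

One may try to restart the comparison at times $t_0,2t_0,\dots$. For this one needs an error bound over one horizon that is uniform over the random configurations reached at the restart times, and that does not accumulate faster than linearly. The limit statement, which assumes a converging sequence of initial configurations, does not supply such a bound. There is also a smaller difficulty: one particle has rescaled volume $1/s\to0$ but can move the front by a whole bin, so the front is not continuous for the sup norm.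

So we need a comparison of the two models valid for all times at once, with errors that only add up.

## 6. Passage times, bin by bin

The way past this point is to exchange the roles of space and time. Instead of following the configuration in time, fix a bin $k$ and record *when* the amount of matter in bins $\ge k$ reaches each cursor level. This yields a recursion in $k$, and the recursion has the same form in both models.

**Liquid.** Let $u_k(t)$ be the volume in bins $\ge k$ at time $t$; it is nonincreasing in $k$. By definition of the cursors, with the convention that a cursor at the bottom of a bin has already jumped, $c_i=\max\{k:u_k\ge a_i\}$. Liquid poured into bin $c_i+1$ increases $u_k$ iff $k\le c_i+1$, i.e. iff $k-1\le c_i$, i.e. iff $u_{k-1}\ge a_i$. Hence $u_k$ is Lipschitz and for almost every $t$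
$$u_k'(t)=\sum_{i=1}^Np_i\mathbf 1\{u_{k-1}(t)\ge a_i\}.\tag{1}$$
Start with volume $a_N$ in each bin $k\le0$ and empty bins $k\ge1$, and put $t_j^k=\inf\{t\ge0:u_k(t)\ge a_j\}$. Since $u_0(0)=a_N$, we have $t_j^0=0$ for all $j$. Since $u_{k-1}$ is continuous and nondecreasing, $u_{k-1}(t)\ge a_i$ iff $t\ge t_i^{k-1}$. For $k\ge1$ we have $u_k(0)=0$, and integrating (1) gives
$$u_k(t)=\sum_{i=1}^Np_i\,(t-t_i^{k-1})^+,\qquad\text{so}\qquad \sum_ip_i\,(t_j^k-t_i^{k-1})^+=a_j .\tag{2}$$

**Particles.** Fix integers $1\le m_1\le\dots\le m_N$ and $\mu=\sum_ip_i\delta_{m_i}$. Let $\iota_1,\iota_2,\dots$ be i.i.d. *labels* with $\mathbb P(\iota_n=i)=p_i$, and take $\xi_n=m_{\iota_n}$. Put $\mathcal F_n=\sigma(\iota_1,\dots,\iota_n)$ and $C_i(n)=\#\{l\le n:\iota_l=i\}$. Start with $m_N$ particles in each bin $k\le0$ and none in bins $k\ge1$. This is allowed because $v_\mu$ does not depend on the initial configuration. Let $N_n(k)$ be the number of particles in bins $\ge k$ at time $n$. The $\xi$-th rightmost particle is in bin $\max\{k:N(k)\ge\xi\}$,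 so by the same argument as for (1)
$$N_n(k)=N_{n-1}(k)+\mathbf 1\{\xi_n\le N_{n-1}(k-1)\}.\tag{3}$$
Let $\tau_j^k=\min\{n\ge0:N_n(k)\ge m_j\}$. Then $\tau^0_j=0$, $\tau_1^k\le\dots\le\tau_N^k$, and $\tau_j^{k-1}\le\tau_j^k$ because $N_n(k)\le N_n(k-1)$. By (3), a label $i$ at step $l$ increases $N(k)$ iff $N_{l-1}(k-1)\ge m_i$, i.e. iff $l-1\ge\tau_i^{k-1}$. For $k\ge1$ we have $N_0(k)=0$, so $N_n(k)$ counts, for each $i$, the labels $i$ at steps $l$ with $\tau_i^{k-1}<l\le n$:
$$N_n(k)=\sum_i\big(C_i(n)-C_i(\tau_i^{k-1})\big)^+ .\tag{4}$$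
Since $N(k)$ grows by at most one per step, it equals $m_j$ exactly at time $\tau_j^k$:
$$\sum_i\big(C_i(\tau_j^k)-C_i(\tau_i^{k-1})\big)^+=m_j .\tag{5}$$
All $\tau_j^k$ are stopping times. They are almost surely finite, by induction on $k$: once $\tau_1^{k-1}<\infty$, every later label $1$ adds one to $N(k)$, so $N_n(k)\to\infty$.

Compare (2) and (5): since $C_i(n)\approx p_in$, the random recursion is the deterministic one with noise. Take $m_j=\lfloor sa_j\rfloor$. Passing one bin takes about $s$ steps, and over that time $C_i(n)-p_in$ fluctuates by about $\sqrt s$. If the deterministic recursion does not amplify perturbations, then after $k$ bins the accumulated error is at most about $k\sqrt s$, compared with a total time of about $ks$. This is a relative error $s^{-1/2}$, *uniformly in $k$*, and Section 5's obstacle is gone. We now make this precise.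

## 7. The map $G^b$ and its eigenvalue $T(b)$

Let $\mathbb O=\{x\in\mathbb R^N:x_1\le\dots\le x_N\}$, $\mathbf 1=(1,\dots,1)$, and $\operatorname{span}x=\max x-\min x$. For $A\subset\{1,\dots,N\}$ write $p_A=\sum_{i\in A}p_i$.

**Definition 4 (the map $G^b$).** For $x\in\mathbb O$ let $\psi_x(\theta)=\sum_ip_i(\theta-x_i)^+$. It vanishes for $\theta\le x_1$. On $[x_1,\infty)$ its slope is $\sum_{i:x_i<\theta}p_i\in[p_1,1]$, so
$$p_1(\theta'-\theta)\le\psi_x(\theta')-\psi_x(\theta)\le\theta'-\theta\qquad(x_1\le\theta\le\theta').\tag{6}$$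
For $0<b_1\le\dots\le b_N$ let $G_j^b(x)>x_1$ be the unique solution $\theta$ of $\psi_x(\theta)=b_j$. Since $\psi_x$ is strictly increasing on $[x_1,\infty)$, $G^b(x)\in\mathbb O$.

In this notation (2) says $t^k=G^a(t^{k-1})$. For example, with $p=(\frac12,\frac12)$ and $b=(1,2)$: for $x=(0,0)$, $\psi_x(\theta)=\theta$ on $[0,\infty)$ and $G^b(x)=(1,2)$. For $y=(0,4)$, $\psi_y(\theta)=\theta/2$ on $[0,4]$ and $G^b(y)=(2,4)$. The span of the difference has dropped from $\operatorname{span}(x-y)=4$ to $1$.

**Definition 5 (policies and $T(b)$).** A *policy* is $\mathbf A=(A_1,\dots,A_N)$ with $1\in A_j\subset\{1,\dots,N\}$ for all $j$. It defines the stochastic matrix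
$$P^{\mathbf A}_{ji}=\frac{p_i\mathbf 1_{i\in A_j}}{p_{A_j}} .$$
Since $P^{\mathbf A}_{j1}=p_1/p_{A_j}\ge p_1$ for all $j$, state $1$ is reached from every state, so there is a unique stationary law $\pi^{\mathbf A}$, and $\pi_1^{\mathbf A}\ge p_1$. For $0<b_1\le\dots\le b_N$ put
$$T(b):=\min_{\mathbf A}\sum_j\pi_j^{\mathbf A}\frac{b_j}{p_{A_j}} .\tag{7}$$

For example, let $N=2$. A row of $P^{\mathbf A}$ is $(1,0)$ if $A_j=\{1\}$ and $(p_1,p_2)$ if $A_j=\{1,2\}$. The two policies with $A_1=\{1\}$ have $\pi=(1,0)$ and cost $b_1/p_1$. The policy $(\{1,2\},\{1,2\})$ has $\pi=(p_1,p_2)$ and cost $p_1b_1+p_2b_2$. The policy $(\{1,2\},\{1\})$ has $\pi=\frac1{1+p_2}(1,p_2)$ and cost $\frac{b_1+p_2b_2/p_1}{1+p_2}$. The last cost always exceeds $p_1b_1+p_2b_2$: at $b_2=b_1$ it is $b_1/(1-p_2^2)>b_1$, and its slope in $b_2$ is $p_2/(1-p_2^2)>p_2$. So $T(b)=\min\{b_1/p_1,\ p_1b_1+p_2b_2\}$.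

Policies appear because $G^b_j$ is a minimum of affine functions, one for each set $A\ni1$ (part (b) below), and $T(b)$ is the amount by which $G^b$ shifts its fixed shape. We use Banach's theorem: a strict contraction of a non-empty complete metric space has exactly one fixed point.

**Lemma 1.**

- (a) $G^b(x+c\mathbf 1)=G^b(x)+c\mathbf 1$ for $c\in\mathbb R$.
- (b) $\displaystyle G_j^b(x)=\min_{A\ni1}\frac{b_j+\sum_{i\in A}p_ix_i}{p_A}$, attained at $A=\{i:x_i<G_j^b(x)\}$.
- (c) For $x,y\in\mathbb O$, $$p_1(x_1-y_1)+(1-p_1)\min(x-y)\le G_j^b(x)-G_j^b(y)\le p_1(x_1-y_1)+(1-p_1)\max(x-y).$$ Hence $\min(x-y)\le G_j^b(x)-G_j^b(y)\le\max(x-y)$ and $\operatorname{span}(G^b(x)-G^b(y))\le(1-p_1)\operatorname{span}(x-y)$.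
- (d) $|G_j^b(x)-G_j^{b'}(x)|\le|b_j-b_j'|/p_1$.
- (e) There are $h\in\mathbb O$, unique up to adding a constant vector, and a unique $T$ with $G^b(h)=h+T\mathbf 1$. If $b$ is strictly increasing, so is $h$. Moreover $T>0$.
- (f) This $T$ equals $T(b)$, and the minimum (7) is attained at $A_j=\{i:h_i<h_j+T\}$. Moreover $T(\lambda b)=\lambda T(b)$ for $\lambda>0$, $T(b)\ge b_1$, and $b\le b'$ implies $T(b)\le T(b')\le T(b)+\max(b'-b)/p_1$.

*Proof of (a).* $\psi_{x+c\mathbf 1}(\theta+c)=\psi_x(\theta)$.

*Proof of (b).* Let $\theta=G_j^b(x)$ and $A\ni1$. Then $\sum_{i\in A}p_i(\theta-x_i)\le\sum_ip_i(\theta-x_i)^+=b_j$, i.e. $\theta\le(b_j+\sum_{i\in A}p_ix_i)/p_A$. Equality holds for $A=\{i:x_i<\theta\}$, which contains $1$ because $\theta>x_1$.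

*Proof of (c).* Let $A$ be optimal for $y$ in (b). Using this $A$ as a competitor for $x$,
$$G_j^b(x)-G_j^b(y)\le\sum_{i\in A}\frac{p_i}{p_A}(x_i-y_i).$$
The right side is an average in which index $1$ has weight $p_1/p_A\ge p_1$. Keep weight $p_1$ on $x_1-y_1$ and bound the remaining terms, of total weight $1-p_1$, by the maximum. This is the upper bound; exchanging $x$ and $y$ gives the lower bound. The first consequence follows from $\min(x-y)\le x_1-y_1\le\max(x-y)$. For the second, subtract the lower bound from the upper bound: the term $p_1(x_1-y_1)$ is the same for all $j$ and cancels.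

*Proof of (d).* Apply (6) at the two points $G_j^b(x),G_j^{b'}(x)\ge x_1$, where $\psi_x$ takes the values $b_j,b_j'$.

*Proof of (e).* On the finite-dimensional space $\mathbb R^N/\mathbb R\mathbf 1$, $\operatorname{span}$ is a norm, and the space is complete. $\mathbb O/\mathbb R\mathbf 1$ is a non-empty closed subset. By (a) and (c), $G^b$ induces on it a contraction with factor $1-p_1<1$. By Banach's theorem there is exactly one class $h+\mathbb R\mathbf 1$ with $G^b(h)-h\in\mathbb R\mathbf 1$; by (a) the constant $T$ does not depend on the representative. $T=G_1^b(h)-h_1>0$. If $b$ is strictly increasing, then $j\mapsto G_j^b(h)$ is strictly increasing, hence so is $h=G^b(h)-T\mathbf 1$.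

*Proof of (f).* By (b) applied to $h$, for every policy and every $j$,
$$h_j+T=G_j^b(h)\le\frac{b_j}{p_{A_j}}+(P^{\mathbf A}h)_j ,$$
with equality for all $j$ if $A_j=\{i:h_i<h_j+T\}$ (a policy, since $h_1\le h_j<h_j+T$). Integrate against $\pi^{\mathbf A}$; since $\pi^{\mathbf A}P^{\mathbf A}=\pi^{\mathbf A}$, the $h$ terms cancel and $T\le\sum_j\pi_j^{\mathbf A}b_j/p_{A_j}$, with equality for the stated policy. Scaling and monotonicity are visible in (7). As $p_{A_j}\le1$ and $b_j\ge b_1$, each cost is at least $b_1$. Finally, use in $T(b')$ the policy optimal for $b$: since $p_{A_j}\ge p_1$, its cost for $b'$ is at most $T(b)+\max(b'-b)/p_1$. $\square$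

Written out, $G^b(h)=h+T\mathbf 1$ reads
$$\sum_ip_i(h_j+T-h_i)^+=b_j\qquad\text{for all }j.\tag{8}$$

**Example ($N=2$, $b=a$ with $a_1<a_2$).** Let $d=h_2-h_1>0$. Equations (8) are $p_1T+p_2(T-d)^+=a_1$ and $T+p_1d=a_2$. If $d\le T$, the first is $T-p_2d=a_1$, so $d=a_2-a_1$ and $T=p_1a_1+p_2a_2$; this is consistent with $d\le T$ iff $p_1a_2\le(1+p_1)a_1$. If $d\ge T$, then $T=a_1/p_1$ and $d=(a_2-a_1/p_1)/p_1$, consistent iff $p_1a_2\ge(1+p_1)a_1$. For $p=(\frac12,\frac12)$: $a=(1,2)$ gives $T=\frac32$, and $a=(1,3)$ gives $T=d=2$, in agreement with the periods in Sections 2 and 4.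

## 8. Convergence of the speed with a rate

Let
$$K:=4p_1^{-1/2}\sum_i\sqrt{p_i(1-p_i)} .$$

**Theorem A.** Let $p_i>0$, $\sum_ip_i=1$, $0<a_1<\dots<a_N$.

1. $v(\underline a,\underline p)=1/T(a)$.
2. For all integers $1\le m_1\le\dots\le m_N$ and $\mu=\sum_ip_i\delta_{m_i}$,
$$0\le T(m)-\frac1{v_\mu}\le\frac K{p_1}\sqrt{m_N} .$$
3. For all $s\ge1/a_1$,
$$v(\underline a,\underline p)\le s\,v_{\mu^{(s)}}\le v(\underline a,\underline p)+\frac2{a_1^2p_1}\Big(\frac1s+K\sqrt{\frac{a_N}s}\Big).$$

In particular $s\,v_{\mu^{(s)}}\to v(\underline a,\underline p)$: the conjecture holds.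

Section 4 illustrates item 2 in the case $p=(\frac12,\frac12)$: for $m=(1,2)$ we have $T(m)=\frac32=1/v_\mu$, and for $m=(1,3)$ we have $T(m)=2>\frac{11}6=1/v_\mu$.

**Lemma 2 (Theorem A.1).** $v(\underline a,\underline p)=1/T(a)$.

*Proof.* Since the liquid speed does not depend on the initial configuration, use the one of Section 6. By (2), $t^k=G^a(t^{k-1})$ with $t^0=0$. Let $h,T$ be as in Lemma 1(e) for $b=a$; then $G^a$ maps $h+(k-1)T\mathbf 1$ to $h+kT\mathbf 1$. Iterating $\min(x-y)\le G_j^a(x)-G_j^a(y)\le\max(x-y)$ from $x=0$, $y=h$ gives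
$$\min(-h)\le t_j^k-h_j-kT\le\max(-h)\qquad\text{for all }k,j.$$
So $t_1^k/k\to T$. For $k\ge1$ the front is in a bin $\ge k$ at time $t$ iff $u_k(t)=\psi_{t^{k-1}}(t)>0$, i.e. iff $t>t_1^{k-1}$. Hence the front position at time $t$ is the largest $k$ with $t_1^{k-1}<t$, which divided by $t$ tends to $1/T$. By Lemma 1(f), $T=T(a)$. $\square$

## 9. The random recursion: windows, speed, noise

We return to the particles of Section 6, with integers $1\le m_1\le\dots\le m_N$, and put $M_i(n)=C_i(n)-p_in$. The following textbook facts are used.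

- *Strong Markov property.* If $\tau$ is an a.s. finite stopping time, $(\iota_{\tau+n})_{n\ge1}$ is independent of $\mathcal F_\tau$ and has the law of $(\iota_n)_{n\ge1}$.
- *Wald's identities.* If $\tau$ is an integrable stopping time, $\mathbb E\,C_i(\tau)=p_i\mathbb E\tau$. For every integer $r$, $\mathbb E\,M_i(\tau\wedge r)^2=p_i(1-p_i)\,\mathbb E(\tau\wedge r)$, because $M_i^2-p_i(1-p_i)n$ is a martingale.
- *Doob's inequality.* For a square-integrable martingale, $\mathbb E\max_{n\le r}Z_n^2\le4\,\mathbb EZ_r^2$.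
- *Negative binomial law.* The time of the $m$-th success in independent trials of success probability $p$ has mean $m/p$ and variance $m(1-p)/p^2$.
- If random variables are bounded in $L^2$ and converge a.s., their expectations converge to that of the limit.

**Step 1: a window that contains all passage times of two consecutive bins.** For $k\ge1$ let $L_k$ be the first $n$ with $C_1(\tau_1^{k-1}+n)-C_1(\tau_1^{k-1})=m_N$. By the strong Markov property it is negative binomial with parameters $m_N,p_1$, so its law does not depend on $k$ and $\mathbb EL_k=m_N/p_1$. By (4), at time $\tau_1^{k-1}+L_k$ the term $i=1$ alone makes $N(k)\ge m_N$, so $\tau_N^k\le\tau_1^{k-1}+L_k$. Since $\tau_1^{k-1}\le\tau_i^{k-1}\le\tau_i^k\le\tau_N^k$ for every $i$,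
$$\text{all }\tau_i^{k-1}\text{ and }\tau_j^k\text{ lie in }I_k:=[\tau_1^{k-1},\ \tau_1^{k-1}+L_k]\qquad(k\ge1).\tag{9}$$
In particular $\tau_j^k\le\tau_N^k\le L_1+\dots+L_k$, by induction, so all $\tau_j^k$ are square-integrable.

**Step 2: passage times know the speed.** Let $\beta:=1/v_\mu$. Let $\varphi^k$ be the first time at which bin $k\ge1$ is non-empty. All bins up to the front are non-empty at all times (true at time $0$, and a particle always goes to the right neighbor of a non-empty bin). Hence bin $k$ is non-empty iff $N(k)\ge1$, and so $\varphi^k\le\tau_1^k$. By (3), $N(k)$ can increase at step $n$ only if $N_{n-1}(k-1)\ge m_1$, i.e. $n-1\ge\tau_1^{k-1}$; so $\varphi^k>\tau_1^{k-1}$. Together,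
$$\varphi^k\le\tau_1^k<\varphi^{k+1}.$$
Hence at time $\varphi^k$ bin $k$ is non-empty and bin $k+1$ is still empty: the front is exactly at $k$. By definition of the speed $k/\varphi^k\to v_\mu$, i.e. $\varphi^k/k\to\beta$, and by the sandwich $\tau_1^k/k\to\beta$ almost surely. As $\tau_1^k\le L_1+\dots+L_k$, the $L^2$ norm of $\tau_1^k/k$ is at most that of $L_1$, so $\mathbb E\tau_1^k/k\to\beta$. By (9) with $k+1$, $0\le\tau_j^k-\tau_1^k\le L_{k+1}$, whose mean is constant. Therefore
$$\tfrac1k\,\mathbb E\tau_j^k\to\beta\qquad\text{for all }j.\tag{10}$$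
Moreover, by (4), $N(k)=0$ at time $\tau_1^{k-1}$, and $N(k)$ grows by at most one per step, so $\tau_1^k\ge\tau_1^{k-1}+m_1$ and $\beta\ge m_1$.

**Step 3: the size of the noise in one window.** Put
$$W_k=2\sum_i\ \sup_{0\le n\le L_k}\big|M_i(\tau_1^{k-1}+n)-M_i(\tau_1^{k-1})\big| .$$
After $\tau_1^{k-1}$ the labels form a fresh i.i.d. sequence, for which $L_k$ is an integrable stopping time. Doob's inequality for the martingale stopped at $L_k$, up to time $r$, and Wald's second identity bound the expected squared supremum over $n\le L_k\wedge r$ by $4p_i(1-p_i)\mathbb E(L_k\wedge r)$. Letting $r\to\infty$, the expected squared supremum over $n\le L_k$ is at most $4p_i(1-p_i)m_N/p_1$. By Cauchy–Schwarz each supremum has mean at most $2\sqrt{p_i(1-p_i)m_N/p_1}$. Also $|M_i(n+1)-M_i(n)|\le1$. Hence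
$$\mathbb EW_k\le K\sqrt{m_N},\qquad W_k\le2NL_k .\tag{11}$$

**Step 4: from counts to $\psi$.** For integers $n,n'\in I_k$, since $C_i$ is nondecreasing,
$$(C_i(n)-C_i(n'))^+=p_i(n-n')^++\mathbf 1_{n>n'}\big(M_i(n)-M_i(n')\big),$$
and $|M_i(n)-M_i(n')|$ is at most twice the $i$-th supremum in $W_k$. Summing over $i$, where $n'=n_i'$ may depend on $i$,
$$\Big|\sum_i(C_i(n)-C_i(n_i'))^+-\sum_ip_i(n-n_i')^+\Big|\le W_k\qquad(n,n_i'\in I_k).\tag{12}$$

**Step 5: the recursion is $G^m$ up to noise.** By (9) we may take $n=\tau_j^k$, $n_i'=\tau_i^{k-1}$ in (12), and (5) gives $|\psi_{\tau^{k-1}}(\tau_j^k)-m_j|\le W_k$. Both $\tau_j^k$ and $G_j^m(\tau^{k-1})$ are at least $\tau_1^{k-1}$, and $\psi_{\tau^{k-1}}$ equals $m_j$ at the second. So (6) yields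
$$|\tau_j^k-G_j^m(\tau^{k-1})|\le W_k/p_1 .\tag{13}$$

## 10. Proof of Theorem A

**Step 1: $|T(m)-\beta|\le K\sqrt{m_N}/p_1$, because errors only add up.** Let $G^m(h)=h+T(m)\mathbf 1$ and $D_k=\|\tau^k-h-kT(m)\mathbf 1\|_\infty$. By Lemma 1(a), $G^m$ maps $h+(k-1)T(m)\mathbf 1$ to $h+kT(m)\mathbf 1$. By Lemma 1(c), $G^m$ does not expand sup-norm distances. With (13),
$$D_k\le\|\tau^k-G^m(\tau^{k-1})\|_\infty+\|G^m(\tau^{k-1})-G^m(h+(k-1)T(m)\mathbf 1)\|_\infty\le\frac{W_k}{p_1}+D_{k-1}.$$
As $D_0=\|h\|_\infty$, (11) gives $\mathbb ED_k\le\|h\|_\infty+kK\sqrt{m_N}/p_1$. Since $|\mathbb E\tau_1^k-h_1-kT(m)|\le\mathbb ED_k$, dividing by $k$ and using (10) proves the bound.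

This already implies convergence of the speed. The remaining part of A.2 is the sign.

**Step 2: an exact formula for the deficit of any policy.** Let $\mathbf A$ be a policy. In (5) write $x^+=x+x^-$ for $i\in A_j$ and keep $x^+$ for $i\notin A_j$:
$$\sum_{i\in A_j}\big(C_i(\tau_j^k)-C_i(\tau_i^{k-1})\big)+R_j^k=m_j,\tag{14}$$
$$R_j^k:=\sum_{i\in A_j}\big(C_i(\tau_j^k)-C_i(\tau_i^{k-1})\big)^-+\sum_{i\notin A_j}\big(C_i(\tau_j^k)-C_i(\tau_i^{k-1})\big)^+\ \ge0 .$$
The sum over $A_j$ in (14) is now linear, so we can take expectations. Put $y_j^k=\mathbb E\tau_j^k$. By Wald, $\mathbb E\,C_i(\tau_j^k)=p_iy_j^k$, so (14) gives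
$$p_{A_j}y_j^k-\sum_{i\in A_j}p_iy_i^{k-1}+\mathbb ER_j^k=m_j,\qquad\text{i.e.}\qquad y_j^k=\frac{m_j}{p_{A_j}}+(P^{\mathbf A}y^{k-1})_j-\frac{\mathbb ER_j^k}{p_{A_j}} .$$
Integrate against $\pi=\pi^{\mathbf A}$; since $\pi P^{\mathbf A}=\pi$ and $y^0=0$, summing over $k\le n$ telescopes:
$$\sum_j\pi_jy_j^n=n\sum_j\pi_j\frac{m_j}{p_{A_j}}-\sum_{k=1}^n\sum_j\frac{\pi_j}{p_{A_j}}\mathbb ER_j^k .$$
Divide by $n$ and use (10):
$$\sum_j\pi_j\frac{m_j}{p_{A_j}}-\beta=\lim_{n\to\infty}\frac1n\sum_{k=1}^n\sum_j\frac{\pi_j}{p_{A_j}}\,\mathbb ER_j^k\ \ge0 .\tag{15}$$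

**Step 3: $\beta\le T(m)$.** Minimize the left inequality of (15) over all policies. With Step 1 this proves A.2.

**Step 4: passing from $m$ to $sa$ (Theorem A.3).** Let $m_j=\lfloor sa_j\rfloor$, $\beta=1/v_{\mu^{(s)}}$, $T=T(a)$. Since $m\le sa$ and $\max(sa-m)\le1$, Lemma 1(f) gives
$$sT-\frac1{p_1}\le T(m)\le sT .\tag{16}$$
Write $T-\beta/s=(T-T(m)/s)+(T(m)-\beta)/s$ and use A.2 with $m_N\le sa_N$:
$$0\le T-\frac\beta s\le\frac1{p_1s}+\frac K{p_1}\sqrt{\frac{a_N}s} .\tag{17}$$
By Lemma 2,
$$s\,v_{\mu^{(s)}}-v(\underline a,\underline p)=\frac s\beta-\frac1T=\frac{T-\beta/s}{T\cdot\beta/s} .\tag{18}$$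
Here $T\ge a_1$ by Lemma 1(f). Also $\beta\ge m_1$ and $\lfloor z\rfloor\ge z/2$ for $z\ge1$, so $\beta/s\ge m_1/s\ge a_1/2$. So the denominator is at least $a_1^2/2$, and (17) and (18) give A.3. $\blacksquare$

## 11. Resonance and the exact order of the error

The formula (15) is an identity, so it can tell us how large the error really is. For the optimal policy $A_j=\{i:h_i<h_j+T\}$, a term of $R_j^k$ is nonzero only if $\tau_j^k$ and $\tau_i^{k-1}$ come in the order opposite to that of $h_j+T$ and $h_i$. If these two numbers differ, this requires a fluctuation of order $s$, which is exponentially unlikely. If they are equal, the order is decided by fluctuations of order $\sqrt s$.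

**Definition 6 (resonance).** Let $h_1<\dots<h_N$ and $T=T(a)$ solve (8) with $b=a$. Put $A_j=\{i:h_i<h_j+T\}$, $\pi=\pi^{\mathbf A}$, $\mathrm{Rec}=\{j:\pi_j>0\}$. The parameters are *resonant* if $h_i=h_j+T$ for some $j\in\mathrm{Rec}$ and some $i$.

In the stationary liquid evolution, with $t_j^k=h_j+kT$, this says $t_i^{k-1}=t_j^k$: cursor $i$ enters bin $k-1$ exactly when cursor $j$ enters bin $k$. For example, let $N=2$. Always $1\in\mathrm{Rec}$, since $\pi_1\ge p_1$. As $h$ is strictly increasing and $T>0$, $h_i=h_j+T$ forces $i>j$, so $(j,i)=(1,2)$ is the only possible pair. By the example in Section 7, $d=T$ iff $p_1a_2=(1+p_1)a_1$, and this is the resonance condition. For $p=(\frac12,\frac12)$, $a=(1,3)$ is resonant: this is the simultaneous jump of Section 4. For $N=1$ there is no resonance.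

**Theorem B (exact order of the error).** Let $m_j=\lfloor sa_j\rfloor$.

1. Non-resonant case: there are $C,c>0$ with
$$0\le\sum_j\pi_j\frac{m_j}{p_{A_j}}-\frac1{v_{\mu^{(s)}}}\le Ce^{-cs}\qquad\text{for all }s\ge1/a_1 .$$
Also $0\le T(m)-1/v_{\mu^{(s)}}\le Ce^{-cs}$ and $0\le s\,v_{\mu^{(s)}}-v(\underline a,\underline p)=O(1/s)$.
2. Resonant case: there are $c,s_0>0$ with $s\,v_{\mu^{(s)}}-v(\underline a,\underline p)\ge c\,s^{-1/2}$ for $s\ge s_0$. So by Theorem A the error is exactly of order $s^{-1/2}$.

Both orders occur: resonant parameters exist for $N=2$, and for $N=1$ Section 4 shows an error of order exactly $1/s$ along a sequence of values of $s$.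

For the proof, $m_j=\lfloor sa_j\rfloor$, $\beta=1/v_{\mu^{(s)}}$, and $h,T,A_j,\pi$ are those of Definition 6. Constants $C,c>0$ may change from line to line but do not depend on $s\ge1/a_1$ or on $k$. Two preparatory estimates serve both cases.

**Step 1: the shape of $\tau^k$ stays close to $sh$.** Put $S_k=\operatorname{span}(\tau^k-sh)$. By (13) and Lemma 1(d) with $|m_j-sa_j|\le1$,
$$|\tau_j^k-G_j^{sa}(\tau^{k-1})|\le\frac{W_k+1}{p_1},$$
and $G^{sa}(sh)=s(h+T\mathbf 1)$ because $\psi_{sh}(s\theta)=s\psi_h(\theta)$. Adding a multiple of $\mathbf 1$ does not change the span, so Lemma 1(c) gives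
$$S_k=\operatorname{span}\big(\tau^k-G^{sa}(sh)\big)\le(1-p_1)S_{k-1}+\frac2{p_1}(W_k+1).\tag{19}$$

**Step 2: differences of passage times.** Put $V_k=S_{k-1}+(W_k+1)/p_1$ and $c=\min_l(\tau_l^{k-1}-sh_l)$. Then $\tau_i^{k-1}-sh_i\in[c,c+S_{k-1}]$ for all $i$. By Lemma 1(c) for the pair $\tau^{k-1},sh$, also $G_j^{sa}(\tau^{k-1})-s(h_j+T)\in[c,c+S_{k-1}]$. So these two quantities differ by at most $S_{k-1}$, and replacing $G_j^{sa}(\tau^{k-1})$ by $\tau_j^k$ costs $(W_k+1)/p_1$:
$$\big|\tau_j^k-\tau_i^{k-1}-s(h_j+T-h_i)\big|\le V_k\qquad\text{for all }i,j\text{ and }k\ge1.\tag{20}$$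

## 12. Exponentially small deficit without resonance

Besides the facts of Section 9 we recall Hoeffding's inequality $\mathbb P(\mathrm{Bin}(n,p)\le np-\lambda)\le e^{-2\lambda^2/n}$ for $\lambda\ge0$. We also recall its maximal martingale form (Hoeffding–Azuma): if $Z_0=0$ and, given the past, each increment lies in an interval of length $1$, then $\mathbb P(\max_{n\le r}|Z_n|\ge\lambda)\le2e^{-2\lambda^2/r}$. It applies to $M_i$, whose increments lie in $[-p_i,1-p_i]$.

**Step 1: a nonzero $R_j^k$ forces a large deviation.** Assume non-resonance and let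
$$\gamma=\min_{j\in\mathrm{Rec},\,i}|h_j+T-h_i|>0 .$$
Take $R_j^k$ from (14) with the policy $(A_j)$, and let $j\in\mathrm{Rec}$. If $i\in A_j$ and the $i$-th term is nonzero, then $\tau_j^k<\tau_i^{k-1}$ while $h_j+T-h_i\ge\gamma$. If $i\notin A_j$ and the $i$-th term is nonzero, then $\tau_j^k>\tau_i^{k-1}$ while $h_j+T-h_i\le-\gamma$. In both cases $\tau_j^k-\tau_i^{k-1}$ and $s(h_j+T-h_i)$ have opposite signs, so (20) gives $V_k\ge\gamma s+|\tau_j^k-\tau_i^{k-1}|$. The term itself is at most $|\tau_j^k-\tau_i^{k-1}|\le V_k$, because $C_i$ grows by at most one per step. Summing over $i$,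
$$R_j^k\le NV_k\,\mathbf 1\{V_k\ge\gamma s\}\qquad(j\in\mathrm{Rec}).\tag{21}$$

**Step 2: reduce $V_k$ to finitely many windows.** Let $K_1=2a_N/p_1$ and fix an integer $\rho\ge1$ with $(1-p_1)^\rho(K_1+h_N-h_1)\le\gamma/4$. For $k\ge\rho+2$, iterating (19) $\rho$ times from $S_{k-1}$ down,
$$V_k\le(1-p_1)^\rho S_{k-1-\rho}+\frac2{p_1}\sum_{r=0}^\rho(W_{k-r}+1).\tag{22}$$
For $l\ge1$, $\tau_N^l-\tau_1^l\le L_l$ by (9), so $S_l\le L_l+s(h_N-h_1)$.

**Step 3: the exceptional events are exponentially unlikely.** If $L_l>K_1s$, fewer than $m_N\le a_Ns$ labels $1$ occur in the first $\lfloor K_1s\rfloor$ steps after $\tau_1^{l-1}$. The mean number of these labels is at least $p_1(K_1s-1)=2a_Ns-p_1$, and $a_Ns\ge1\ge p_1$, so Hoeffding's inequality with $\lambda=a_Ns-p_1$ gives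
$$\mathbb P(L_l>K_1s)\le\exp\Big(-\frac{2(a_Ns-p_1)^2}{K_1s}\Big)\le Ce^{-cs} .$$
Let $\omega=\gamma p_1/(8(\rho+1))$. If $L_l\le K_1s$ and $W_l>\omega s$, then for some $i$ the $i$-th supremum in $W_l$, taken over $n\le K_1s$, is at least $\omega s/(2N)$. Hence
$$\mathbb P(W_l>\omega s)\le\mathbb P(L_l>K_1s)+2N\exp\Big(-\frac{2(\omega s/2N)^2}{K_1s}\Big)\le Ce^{-cs} .$$

**Step 4: $\mathbb P(V_k\ge\gamma s)\le Ce^{-cs}$.** Let $k\ge\rho+2$. Off the events $\{L_{k-1-\rho}>K_1s\}$ and $\{W_{k-r}>\omega s\}$, $0\le r\le\rho$, (22) gives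
$$V_k\le(1-p_1)^\rho\big(K_1+h_N-h_1\big)s+\frac{2(\rho+1)}{p_1}(\omega s+1)\le\frac{\gamma s}4+\frac{\gamma s}4+\frac{2(\rho+1)}{p_1}<\gamma s$$
for $s$ large. The number of excluded events does not depend on $s$ or $k$.

**Step 5: expectations.** By (22), $W_l\le2NL_l$ and the bound on $S_l$, $V_k$ is at most $C$ times the sum of $s$ and finitely many of the $L_l$. Since $m_N\le a_Ns$, the negative binomial moments give $\mathbb EL_l^2\le Cs^2$, so $\mathbb EV_k^2\le Cs^2$. By (21) and Cauchy–Schwarz, for $j\in\mathrm{Rec}$, $k\ge\rho+2$ and $s$ large,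
$$\mathbb ER_j^k\le N\sqrt{\mathbb EV_k^2\ \mathbb P(V_k\ge\gamma s)}\le Ce^{-cs} .$$

**Step 6: conclusion of B.1.** In (15) only $j\in\mathrm{Rec}$ contribute, and finitely many $k$ do not affect the limit. So for $s$ large
$$0\le\sum_j\pi_j\frac{m_j}{p_{A_j}}-\beta\le Ce^{-cs} .$$
For $s$ in a bounded interval $[1/a_1,s_1]$ the middle quantity is at most $s_1\sum_j\pi_ja_j/p_{A_j}$, so enlarging $C$ covers all $s\ge1/a_1$. By Theorem A.2 and (7), $\beta\le T(m)\le\sum_j\pi_jm_j/p_{A_j}$, hence $0\le T(m)-\beta\le Ce^{-cs}$. With (16), $0\le T-\beta/s\le\frac1{p_1s}+\frac Cse^{-cs}=O(1/s)$. In (18) the denominator is at least $a_1^2/2$, so $0\le s\,v_{\mu^{(s)}}-v(\underline a,\underline p)=O(1/s)$. $\blacksquare$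

## 13. A deficit of order $\sqrt s$ at resonance

Let $j\in\mathrm{Rec}$ and $h_i=h_j+T$. Then $i>j$, so $i\ge2$, and $A_j=\{l:h_l<h_i\}=\{1,\dots,i-1\}$. Write $A_i=\{l:h_l<h_i+T\}=\{1,\dots,e\}$; then $e\ge i$. Put
$$p_{<i}=p_{\{1,\dots,i-1\}},\qquad p_{\le e}=p_{\{1,\dots,e\}},\qquad r=\frac{p_{<i}}{p_{\le e}}\in(0,1).$$
By (15) it suffices to bound $\mathbb ER_j^k$ from below by a constant times $\sqrt s$ for all large $k$. The plan is to stop shortly before the near-tie of $\tau_i^{k-1}$ and $\tau_j^k$, at a stopping time $\sigma$ after which both counts evolve in a simple way, and to show that the fluctuations after $\sigma$ make $\tau_j^k$ late by $\sqrt s$ with positive probability.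

**Step 1: all relevant errors are of order $\sqrt s$ for large $k$.** By (19) and (11), $\mathbb ES_k\le(1-p_1)\mathbb ES_{k-1}+\frac2{p_1}(K\sqrt{a_Ns}+1)$, so
$$\mathbb ES_k\le(1-p_1)^kS_0+\frac2{p_1^2}\big(K\sqrt{a_Ns}+1\big),\qquad S_0=s(h_N-h_1).$$
Hence there are $C_2$ and $k_0(s)\ge2$ such that for $k\ge k_0(s)$ the means of $S_{k-1},V_{k-1},W_k,W_{k-1}$ are at most $C_2\sqrt s$: choose $k_0(s)$ with $(1-p_1)^{k_0(s)-2}S_0\le\sqrt s$ and recall $V_{k-1}=S_{k-2}+(W_{k-1}+1)/p_1$ and $1\le\sqrt{a_1s}$. Fix $k\ge k_0(s)$; the constants below do not depend on $k$ or $s$.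

**Step 2: reduce to a count at time $\tau_i^{k-1}$.** Since $i\notin A_j$,
$$R_j^k\ge\big(C_i(\tau_j^k)-C_i(\tau_i^{k-1})\big)^+=C_i(\tau_j^k\vee\tau_i^{k-1})-C_i(\tau_i^{k-1}),$$
and by Wald $\mathbb ER_j^k\ge p_i\,\mathbb E(\tau_j^k-\tau_i^{k-1})^+$. Let $Q=N_{\tau_i^{k-1}}(k)$. If $Q<m_j$, at least $m_j-Q$ further steps are needed before $N(k)$ reaches $m_j$. Thus
$$\mathbb ER_j^k\ge p_i\,\mathbb E(m_j-Q)^+ .\tag{23}$$

**Step 3: choose the stopping time and locate it.** Let
$$\sigma=\tau_{i-1}^{k-1}\vee\tau_e^{k-2},\qquad\eta=\max(h_{i-1},\,h_e-T).$$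
$\sigma$ is a stopping time, and $\eta<h_i$ because $h_e<h_i+T$. Let $c=\min_l(\tau_l^{k-1}-sh_l)$, attained at $l^*$, and $U=S_{k-1}+V_{k-1}$. Then $|\tau_l^{k-1}-c-sh_l|\le S_{k-1}\le U$ for all $l$. Next, (20) with $k-1$ in place of $k$, for the pair $\tau_{l^*}^{k-1}=c+sh_{l^*}$ and $\tau_l^{k-2}$, reads $|c-\tau_l^{k-2}+s(h_l-T)|\le V_{k-1}$, so $|\tau_l^{k-2}-c-s(h_l-T)|\le U$. Taking the maximum of two such quantities, $|\sigma-c-s\eta|\le U$.

**Step 4: the counts at time $\sigma$.** By (9), $\tau_{i-1}^{k-1}$ and $\tau_e^{k-2}$ lie in $I_{k-1}$, so $\sigma\in I_{k-1}$. Also $\tau_1^{k-1}\le\tau_{i-1}^{k-1}\le\sigma\le\max(\tau_{i-1}^{k-1},\tau_e^{k-1})$, so $\sigma\in I_k$. Hence (4) and (12) apply at time $\sigma$ for both $k$ and $k-1$. By Step 3, $\sigma-\tau_l^{k-1}$ differs from $s(\eta-h_l)$, and $\sigma-\tau_l^{k-2}$ from $s(\eta+T-h_l)$, by at most $2U$. As $\sum_lp_l=1$,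
$$\Big|N_\sigma(k)-s\sum_lp_l(\eta-h_l)^+\Big|\le W_k+2U,\qquad\Big|N_\sigma(k-1)-s\sum_lp_l(\eta+T-h_l)^+\Big|\le W_{k-1}+2U .$$
Since $h_{i-1}\le\eta<h_i$, the first sum is $\sum_{l<i}p_l(\eta-h_l)$. Since $h_e\le\eta+T<h_i+T\le h_{e+1}$ (the last inequality is void if $e=N$), the second is $\sum_{l\le e}p_l(\eta+T-h_l)$. By (8) with $b=a$, for the indices $j$ (where $h_j+T=h_i$) and $i$,
$$a_j=\sum_{l<i}p_l(h_i-h_l),\qquad a_i=\sum_{l\le e}p_l(h_i+T-h_l).$$
Put $x=m_j-N_\sigma(k)$ and $q=m_i-N_\sigma(k-1)$: what is still missing at time $\sigma$. Subtracting, and using $|m_l-sa_l|\le1$,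
$$|x-s\,p_{<i}(h_i-\eta)|\le W_k+2U+1,\qquad|q-s\,p_{\le e}(h_i-\eta)|\le W_{k-1}+2U+1 .$$
Let $\kappa=p_{\le e}(h_i-\eta)>0$, so that $p_{<i}(h_i-\eta)=r\kappa$. Then $|x-rq|\le|x-r\kappa s|+r|\kappa s-q|$, so $|x-rq|$ and $|q-\kappa s|$ are both at most $Y:=W_k+W_{k-1}+4U+2$. By Step 1, $\mathbb EY\le C_3\sqrt s$ for some constant $C_3$. By Markov's inequality the event
$$\mathcal E=\big\{|x-rq|\le4C_3\sqrt s,\ |q-\kappa s|\le4C_3\sqrt s\big\}$$
has $\mathbb P(\mathcal E)\ge\frac34$. It belongs to $\mathcal F_\sigma$, because $x$ and $q$ are $\mathcal F_\sigma$-measurable.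

**Step 5: after $\sigma$, the missing count is compared with a binomial variable.** Let $s$ be so large that on $\mathcal E$ we have $\kappa s/2\le q\le2\kappa s$. In particular $q>0$, so $N_\sigma(k-1)<m_i$ and $\sigma<\tau_i^{k-1}$. On $\mathcal E$ let $\sigma+b$ be the first time at which exactly $q$ labels in $\{1,\dots,e\}$ have occurred after $\sigma$. Since $\sigma\ge\tau_e^{k-2}\ge\tau_l^{k-2}$ for $l\le e$, each of these labels adds one to $N(k-1)$. So $N_{\sigma+b}(k-1)\ge m_i$, i.e. $\tau_i^{k-1}\le\sigma+b$.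

Now follow $N(k)$ from $\sigma$ to $\tau_i^{k-1}$. Since $\sigma\ge\tau_{i-1}^{k-1}$, each label $l<i$ after $\sigma$ adds one. A label $l\ge i$ at a step $n\le\tau_i^{k-1}\le\tau_l^{k-1}$ adds nothing, because it would need $n-1\ge\tau_l^{k-1}$. Hence
$$Q=N_\sigma(k)+\sum_{l<i}\big(C_l(\tau_i^{k-1})-C_l(\sigma)\big)\le N_\sigma(k)+B,\qquad B:=\sum_{l<i}\big(C_l(\sigma+b)-C_l(\sigma)\big).$$
$B$ counts the labels $<i$ among the first $q$ labels in $\{1,\dots,e\}$ after $\sigma$. By the strong Markov property, conditionally on $\mathcal F_\sigma$ and on $\mathcal E$, $B\sim\mathrm{Bin}(q,r)$. On $\mathcal E$,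
$$m_j-Q\ge x-B\ge rq-B-4C_3\sqrt s .$$

**Step 6: the binomial fluctuation wins with positive probability.** On $\mathcal E$, $\sqrt s\le\sqrt{2q/\kappa}$ and $q\ge\kappa s/2$. By the central limit theorem, as $q\to\infty$,
$$\mathbb P\Big(\mathrm{Bin}(q,r)\le rq-(4C_3+1)\sqrt{2q/\kappa}\Big)\to\Phi\Big(-\frac{(4C_3+1)\sqrt{2/\kappa}}{\sqrt{r(1-r)}}\Big)>0,$$
where $\Phi$ is the standard normal distribution function. So there are $c_0>0$ and $s_0$ such that for $s\ge s_0$, on $\mathcal E$, $\mathbb P(B\le rq-(4C_3+1)\sqrt s\mid\mathcal F_\sigma)\ge c_0$. When this happens, $m_j-Q\ge\sqrt s$. Hence $\mathbb E(m_j-Q)^+\ge\frac34c_0\sqrt s$ for all $k\ge k_0(s)$.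

**Step 7: conclusion of B.2.** By (23), $\mathbb ER_j^k\ge\frac34p_ic_0\sqrt s$ for all $k\ge k_0(s)$. All terms in (15) are nonnegative, so for $s\ge s_0$, with $c=\frac{3\pi_jp_ic_0}{4p_{A_j}}>0$,
$$\beta\le\sum_l\pi_l\frac{m_l}{p_{A_l}}-c\sqrt s\le s\sum_l\pi_l\frac{a_l}{p_{A_l}}-c\sqrt s=sT-c\sqrt s ,$$
where the last equality is Lemma 1(f). So $T-\beta/s\ge c\,s^{-1/2}$, and since $\beta/s\le T$, (18) gives
$$s\,v_{\mu^{(s)}}-v(\underline a,\underline p)=\frac{T-\beta/s}{T\cdot\beta/s}\ge\frac c{T^2}\,s^{-1/2} .$$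
Together with the upper bound of Theorem A.3, the error is exactly of order $s^{-1/2}$. $\blacksquare$
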